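# Explicit asymptotically good quantum codes with logarithmic-depth decoding

## 1. A seven-qubit code built from checks that do not commute

Take three message qubits $m=(m_1,m_2,m_3)$, two ancillas $a=(a_1,a_2)$ prepared in $|0\rangle$, two ancillas $b=(b_1,b_2)$ prepared in $|+\rangle$, and the parity-check matrix of the three-bit repetition code,
$$H=\begin{pmatrix}1&1&0\\0&1&1\end{pmatrix},\qquad HH^T=\begin{pmatrix}0&1\\1&0\end{pmatrix}\quad\text{over }\mathbb F_2 .$$
The encoder has two halves, both made of CNOTs. First write $Hm$ into $a$, that is $|m,a\rangle\mapsto|m,a+Hm\rangle$. Then add $H^Tb$ to $m$, that is $|m,b\rangle\mapsto|m+H^Tb,b\rangle$.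

To follow errors we need one rule. Ignoring phases, a Pauli is a vector $e=(x,z)$ with $x$ marking the $X$'s and $z$ the $Z$'s. Let $V|u\rangle=|Au\rangle$ be a CNOT circuit. Then
$$VX^xV^{-1}|u\rangle=V|A^{-1}u+x\rangle=|u+Ax\rangle,\qquad V^{-1}Z^zV|u\rangle=(-1)^{z\cdot Au}|u\rangle ,$$
so conjugation by $V^{-1}$ (the effect on errors of undoing $V$) is
$$x\mapsto A^{-1}x,\qquad z\mapsto A^Tz. \tag{1}$$
For our two halves, $A=\begin{pmatrix}I&0\\H&I\end{pmatrix}$ on $(m,a)$ and $A=\begin{pmatrix}I&H^T\\0&I\end{pmatrix}$ on $(m,b)$. Both are their own inverses, and (1) reads
$$\text{undoing } m\to a:\quad a^X\mathrel{+}=Hm^X,\quad m^Z\mathrel{+}=H^Ta^Z; \tag{2}$$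
$$\text{undoing } b\to m:\quad m^X\mathrel{+}=H^Tb^X,\quad b^Z\mathrel{+}=Hm^Z. \tag{3}$$
Unencoding undoes $b\to m$ first and $m\to a$ second. Afterwards we measure $a$ in the $Z$ basis, which reveals $a^X$, and $b$ in the $X$ basis, which reveals $b^Z$.

Suppose $X$ hits $m_2$. Nothing happens in (3), and (2) gives $a^X=H(0,1,0)^T=(1,1)$. The columns $(1,0),(1,1),(0,1)$ of $H$ are distinct and nonzero, so any single $X$ on a message qubit is identified by $a$. Suppose $Z$ hits $m_1$. Then (3) gives $b^Z=H(1,0,0)^T=(1,0)$, and $b$ identifies the $Z$ error in the same way. The two mechanisms do not disturb each other: with clean ancillas, one $X$ and one $Z$ on message qubits are both found.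

This may look illegal. The same $H$ is used for both types, and $Z_{m_1}Z_{m_2}$ anticommutes with $X_{m_2}X_{m_3}$. So let us compute the true stabilizers, the images under the encoder of $Z$ on $a$-qubits and $X$ on $b$-qubits. In the first half $Z_{a_1}\mapsto Z_{m_1}Z_{m_2}Z_{a_1}$. In the second half, $Z_{m_1}\mapsto Z_{m_1}Z_{b_1}$, $Z_{m_2}\mapsto Z_{m_2}Z_{b_1}Z_{b_2}$, $Z_{m_3}\mapsto Z_{m_3}Z_{b_2}$. Altogether we get
$$Z_{m_1}Z_{m_2}Z_{a_1}Z_{b_2},\quad Z_{m_2}Z_{m_3}Z_{a_2}Z_{b_1},\quad X_{m_1}X_{m_2}X_{b_1},\quad X_{m_2}X_{m_3}X_{b_2}.$$
Every $Z$-type one meets every $X$-type one in exactly two qubits, so they commute. The matrix $HH^T$, which measures how badly the bare checks fail to commute, has been absorbed by the extra $Z$'s on $b$.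

The price appears when an ancilla is hit. Let $X$ hit $b_1$. By (3), $m^X=H^T(1,0)^T=(1,1,0)$, and then by (2), $a^X=HH^T(1,0)^T=(0,1)$. An $X$ on $m_3$ also gives $a^X=(0,1)$, with message error $(0,0,1)$. The two errors have the same syndrome and different effects on the message, so $X_{b_1}X_{m_3}$ is an undetected logical error of weight two. The construction protects the message exactly as long as the ancillas are clean, or their errors are known.

If $H$ is a sparse matrix with far fewer rows than columns, there are a constant factor fewer ancillas than message qubits. It is natural to protect the ancillas by a smaller code of the same kind, and so on down. Everything is explicit and made of sparse CNOT layers. Does this give codes with linear distance? Can they be decoded, and in what depth?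

## 2. The channel model and the theorems

We work in the code-capacity model. A noiseless circuit encodes $k$ qubits into $n$, noise acts once, and a noiseless recovery follows. The recovery consists of:

* (a) a quantum circuit extracting the syndrome (the outcomes of measuring the stabilizer generators), counted in the unencoding cost;
* (b) a classical algorithm that maps the syndrome to a Pauli correction;
* (c) an unencoding circuit that maps the corrected codeword back to the message.

Quantum gates act on boundedly many qubits; classical algorithms are Boolean circuits of bounded fan-in. Depth is circuit depth, and complexity is the number of gates. The decoder must be correct in the worst case: for a constant $c>0$ and **every** Pauli error of weight at most $cn$, the correction restores the encoded state up to a stabilizer.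

**Definition.** A family of codes $[[n,k,d]]$, $n\to\infty$, is *asymptotically good* if $k\ge\rho n$ and $d\ge\delta n$ for constants $\rho,\delta>0$. It is *explicit* if it can be constructed deterministically in time polynomial in $n$.

The question is taken from Adam Wills, Ting-Chun Lin, Rachel Yun Zhang, Min-Hsiu Hsieh, "Linear-Time Encodable and Decodable Quantum Error-Correcting Codes", arXiv:2603.04543 (2026). Two results are given as known.

* (i) There are asymptotically good *random* codes whose encoding and unencoding circuits have depth $O(\log n)$ and $O(n)$ gates, with parallel classical decoders of depth $O(\log n)$ and $O(n\log n)$ gates.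
* (ii) There are *explicit* asymptotically good codes with encoding, unencoding and classical decoding all in $O(n)$ gates, and encoding and unencoding depth $O(\log n)$; for these no low-depth parallel decoder is known.

Is there one explicit, asymptotically good family with encoding and unencoding (including syndrome extraction) of depth $O(\log n)$ and $O(n)$ gates, and a classical decoder of depth $O(\log n)$ with $O(n\log n)$ gates correcting all errors of weight at most $cn$? The answer is yes.

**Theorem 1.** For every $\rho<1$ there are a constant $c>0$ and an explicit family of CSS codes $[[n,k,d]]$, $n\to\infty$, with $k\ge\rho n$ and $d\ge cn$, such that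

1. encoding, unencoding and syndrome extraction are done by quantum circuits of depth $O(\log n)$ with $O(n)$ one- and two-qubit gates;
2. a classical Boolean circuit of bounded fan-in (and bounded fan-out), depth $O(\log n)$ and $O(n\log n)$ gates maps the syndrome to a Pauli correction that restores the encoded state, up to a stabilizer, for every Pauli error of weight $\le cn$.

**Theorem 2.**

* (a) Theorem 1 holds with a code for every sufficiently large $n$.
* (b) The codes of Theorem 1 also have an $O(n)$-time sequential decoder (unit-cost RAM) for all Pauli errors of weight $\le cn$.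
* (c) Let gates be arbitrary operations (unitaries, measurements, preparation of fresh qubits, classical or classically controlled gates) with at most $q$ input and at most $q$ output (qu)bits, $q\ge2$ constant. For any stabilizer code $[[n,k,d]]$ with $k\ge1$:
  * (c1) encoding has depth $\ge\log_q d$, and if $d\ge2$ it uses $\ge k/q$ gates;
  * (c2) unencoding (step (c) of the recovery) has depth $\ge\log_q d$, and if $d\ge2$ it uses $\ge k/q$ gates;
  * (c3) a classical decoder correct for all errors of weight $\le w$ has depth $>\log_q w$, for any choice of (possibly redundant) stabilizer generators defining the syndrome; here only the fan-in is assumed to be $\le q$.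

  So in Theorem 1 the depths of encoding, unencoding and classical decoding, and the gate counts of encoding and unencoding, are optimal up to constant factors.

Optimality is not claimed for the depth of syndrome extraction (codes with bounded-weight generators and each qubit in boundedly many of them allow constant depth), nor for the $O(n\log n)$ gate count of the decoder. Single-qubit measurements and fresh $|0\rangle$ ancillas are assumed available. The only non-textbook input to Theorem 1 is a spectral bound for the Gabber–Galil graphs, quoted in Section 4.

## 3. Unencoded errors and the message part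

For a Pauli $e=(x,z)$ let $|e|$ be the number of qubits on which it is nontrivial and $\|e\|=|x|+|z|$. Then $|e|\le\|e\|\le2|e|$.

**Definition.** Let $U$ be a CNOT circuit on $k$ message qubits and $n-k$ ancillas, each ancilla of *type 0* (prepared in $|0\rangle$) or *type $+$* (prepared in $|+\rangle$). Its code is the CSS code with generators $UZ_qU^{-1}$ ($q$ of type 0) and $UX_qU^{-1}$ ($q$ of type $+$). For an error $e$, let $\mathrm{msg}(e)$ be the message part of $U^{-1}eU$. The syndrome $s(e)$ consists of the $X$-components of $U^{-1}eU$ on type-0 ancillas and its $Z$-components on type-$+$ ancillas.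

In Section 1, for $e=X_{b_1}$, we found $\mathrm{msg}(e)=(1,1,0)$ ($X$-part), and $s(e)$ has $a$-part $(0,1)$ and $b$-part $(0,0)$. Both $\mathrm{msg}$ and $s$ are linear in $e$.

*Syndrome extraction.* Apply $U^{-1}$, measure each ancilla nondestructively, apply $U$. A type-0 ancilla is measured by a CNOT onto a fresh $|0\rangle$ that is then measured in the $Z$ basis. A type-$+$ ancilla is measured by a CNOT controlled by a fresh $|+\rangle$, which is then measured in the $X$ basis. The total cost is $2\,\mathrm{cost}(U)+O(n)$.

The next lemma says that the decoder only has to find $\mathrm{msg}(e)$, and that the distance then comes for free.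

**Lemma 1.** Suppose a circuit computes $\mathrm{msg}(e)$ from $s(e)$ for all $|e|\le w$. Adding $O(\#\text{gates}(U)+n)$ gates and $O(\mathrm{depth}(U))$ depth gives a decoder outputting a Pauli correction that is correct for all $|e|\le w$. Moreover $d\ge2w+1$.

*Proof.* Let $p=U(\mathrm{msg}(e),s(e))U^{-1}$, where $s(e)$ is placed as $X$'s on type-0 ancillas and as $Z$'s on type-$+$ ancillas. To compute $p$, push the Pauli through $U$ gate by gate. A CNOT adds the control's $x$-bit to the target's and the target's $z$-bit to the control's, two XORs per gate. Now look at
$$U^{-1}(pe)U=(\mathrm{msg}(e),s(e))\cdot U^{-1}eU .$$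
It is trivial on the message. On a type-0 ancilla the $X$-components cancel and at most a $Z$ is left; on a type-$+$ ancilla at most an $X$ is left. Hence $pe$ is, up to phase, a product of the generators $UZ_qU^{-1}$ and $UX_qU^{-1}$, so $p$ restores the encoded state.

For the distance, let a nontrivial logical operator have weight $\le2w$ and write it as $e_1e_2$ with $|e_i|\le w$. A logical operator has zero syndrome, so $s(e_1)=s(e_2)$, and both get the same correction $p$. Then $pe_1$ and $pe_2$ are stabilizers up to phase, and so is $e_1e_2$, a contradiction. $\square$

In the seven-qubit code, $e=X_{m_2}$ has $\mathrm{msg}(e)=(0,1,0)$ and $a$-syndrome $(1,1)$. Pushing $X_{m_2}X_{a_1}X_{a_2}$ forward, the first half adds $H(0,1,0)^T=(1,1)$ to $a$, the $a$-part cancels, and $p=X_{m_2}$, as it should be.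

## 4. Expanding bipartite graphs and codes of constant size

**The graphs.** We quote (Gabber–Galil 1981; Hoory–Linial–Wigderson, Bull. AMS 2006, Thm 8.2): for every $m$ there is an explicit 8-regular multigraph on $\mathbb Z_m^2$ whose adjacency matrix $A_m$ has all nontrivial eigenvalues of absolute value at most $5\sqrt2$.

We want the nontrivial eigenvalues to be a very small fraction of the degree, so we take a power. The matrix $N=(A_m+8I)^t$ is symmetric with nonnegative integer entries and row sums $\Delta=16^t$. Its nontrivial eigenvalues $(\lambda+8)^t$ lie in $[0,\mu\Delta]$ with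
$$\mu=\Big(\frac{8+5\sqrt2}{16}\Big)^t\le0.943^t .$$
Put $M=m^2$ and let $\Gamma_M$ be the bipartite multigraph whose left and right sides are two copies of $\mathbb Z_m^2$ and whose biadjacency matrix is $N$. It is $\Delta$-regular and has $M\Delta$ edges. For sets $A$ of left and $B$ of right vertices, let $e(A,B)$ be the number of edges between them. Then
$$e(A,B)\le\frac{\Delta|A||B|}{M}+\mu\Delta\sqrt{|A||B|}. \tag{4}$$
Indeed, write $1_A=\frac{|A|}M\mathbf 1+\alpha$ and $1_B=\frac{|B|}M\mathbf 1+\beta$ with $\alpha,\beta\perp\mathbf 1$, so that $\|\alpha\|^2\le|A|$ and $\|\beta\|^2\le|B|$. Since $N\mathbf 1=\Delta\mathbf 1$, the cross terms vanish and $1_A^TN1_B=\frac{|A||B|}{M^2}\Delta M+\alpha^TN\beta$, where $|\alpha^TN\beta|\le\mu\Delta\|\alpha\|\|\beta\|$. As a sanity check, the complete bipartite graph with sides of size $M$ has $\Delta=M$ and $\mu=0$, and (4) is the equality $e(A,B)=|A||B|$.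

**Local classical code.** Let $H_2$ be the binary entropy function. If $\delta\le\frac12$, $H_2(\delta)<\theta_0$ and $\theta_0\Delta\in\mathbb N$, there is $h\in\mathbb F_2^{\theta_0\Delta\times\Delta}$ with no nonzero kernel vector of weight $<\delta\Delta$. For a uniformly random $h$, a fixed nonzero vector lies in the kernel with probability $2^{-\theta_0\Delta}$. There are at most $2^{H_2(\delta)\Delta}$ vectors of weight $<\delta\Delta$, so the expected number of bad ones is at most $2^{(H_2(\delta)-\theta_0)\Delta}<1$.

**Local quantum code.** Let $4\mid\ell$ and $\ell\ge64$. There is $A\in GL_\ell(\mathbb F_2)$ such that the CSS code with encoder $|u\rangle\mapsto|Au\rangle$ on $\ell/2$ message, $\ell/4$ type-0 and $\ell/4$ type-$+$ qubits satisfies: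

* if $A^{-1}x$ has zero type-0 part and nonzero message part, then $|x|\ge\ell/32$;
* if $A^Tz$ has zero type-$+$ part and nonzero message part, then $|z|\ge\ell/32$.

By (1), these say that an undetected local error that damages the message has weight at least $\ell/32$. For existence take $A$ uniform in $GL_\ell(\mathbb F_2)$. There are fewer than $2^{3\ell/4}$ candidates $v=A^{-1}x$ for the first condition, and each is sent to a uniformly random nonzero vector $x=Av$. Since $H_2(1/32)<0.21$, the first condition fails with probability at most
$$\frac{2^{0.75\ell}\,2^{0.21\ell}}{2^\ell-1}=\frac{2^{0.96\ell}}{2^\ell-1}<\frac12\qquad(\ell\ge64).$$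
For the second condition, $z=A^{-T}v$, and $A^{-T}$ is also uniform, so the same bound holds. With positive probability both conditions hold.

A toy instance with $\ell=4$: order the inputs (message 1, message 2, type 0, type $+$) and let $A$ have columns $1100,1010,1000,1111$. The type-0 part of $A^{-1}x$ vanishes iff $|x|$ is even, because only the third column has odd weight. If in addition the message part is nonzero, then $x\notin\{0000,1111\}$, so $|x|=2$. For $Z$, the type-$+$ part of $A^Tz$ is the parity of $z$ and the message part is $(z_1+z_2,z_1+z_3)$; if the parity is $0$ and the message part is nonzero, then $|z|=2$. Note that $x=1111$ is undetected but harmless, since only its *message part* matters.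

*Local decoder.* From the type-0 syndrome of $x$ choose $x'$ of minimum weight with the same type-0 syndrome and output the message part of $A^{-1}x'$; treat $Z$ in the same way with the type-$+$ syndrome. If fewer than $\ell/64$ qubits of the block are erroneous, then $|x'|\le|x|<\ell/64$, so $|x+x'|<\ell/32$. Also $A^{-1}(x+x')$ has zero type-0 part, so its message part is zero. The output is therefore the exact message part of the unencoded error.

For constant $\Delta$ all local codes are found by exhaustive search in constant time.

## 5. Tanner matrices and one decoding round with a faulty syndrome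

**Definition.** The *Tanner matrix* $H$ of $\Gamma_M$ and $h$ has its columns indexed by the $\kappa=M\Delta$ edges, and its rows are the $\theta_0\Delta$ checks of $h$ applied to the $\Delta$ edges at each left and at each right vertex.

It has $2M\theta_0\Delta=2\theta_0\kappa$ rows. Each row has weight $\le\Delta$. An edge takes part only in checks at its two endpoints, so each column has weight $\le2\theta_0\Delta\le\Delta$ when $\theta_0\le\frac12$.

**Definition.** $\mathrm{Round}(\hat g,\sigma)$: at every left vertex let $y$ be the unique vector of weight $<\delta\Delta/2$ whose $h$-syndrome is the local part of $\sigma+H\hat g$, or $y=0$ if there is none; add $y$ to $\hat g$ on the edges there. Then do the same at all right vertices with the updated $\hat g$.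

Uniqueness holds because two candidates differ by a kernel vector of weight $<\delta\Delta$. The round has depth $O_\Delta(1)$ and size $O_\Delta(M)$.

A hand example, using only this uniqueness: take the complete bipartite graph with three vertices on each side, so edges are the cells of a $3\times3$ grid, left vertices the rows, right vertices the columns, and let $h$ be the $2\times3$ matrix of Section 1. No nonzero kernel vector has weight $<3$, and the local decoder fixes one error. Start from $\hat g=0$, with true $g$ equal to $1$ at cells $(1,1)$ and $(1,2)$. Row 1 sees the syndrome of $110$, which is also that of $001$, so it adds $001$ and makes matters worse: the discrepancy is now the whole of row 1. But then each column sees one wrong cell and fixes it. Now let $g=\hat g=0$ and flip one syndrome bit of row 2, so that it reads $(1,0)$. Row 2 adds $100$, creating an error at $(2,1)$, and column 1 repairs it. A flipped syndrome bit of a column would instead leave a wrong cell behind, at most $\Delta$ of them. The lemma makes this quantitative.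

**Lemma 2.** Assume $\mu^2\le\delta^3/256$. Let $\sigma=Hg+\zeta$, let $\xi=g+\hat g$ be the discrepancy before the round and $\xi'$ the one after it. If $|\xi|\le\delta^2\kappa/16$ and $|\zeta|\le\delta\kappa/(8\Delta)$, then
$$|\xi'|\le\tfrac18|\xi|+\Delta|\zeta|.$$

*Proof.* Let $\zeta_L,\zeta_R$ be the numbers of left and right vertices whose local syndrome is corrupted by $\zeta$; then $\zeta_L+\zeta_R\le|\zeta|$.

**Left half.** At an uncorrupted left vertex the local part of $\sigma+H\hat g$ is the $h$-syndrome of the local discrepancy. If that discrepancy has weight $<\delta\Delta/2$, it equals $y$ and is removed exactly. So after the left half the discrepancy lives on edges at a set $A$ of left vertices that are corrupted or had local discrepancy $\ge\delta\Delta/2$, and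
$$|A|\le\frac{2|\xi|}{\delta\Delta}+\zeta_L\le\frac{\delta M}8+\frac{\delta M}8=\frac{\delta M}4 .$$

**Right half.** Let $T'$ be the set of right vertices that now have discrepancy $\ge\delta\Delta/2$. All of it comes from $A$, so by (4)
$$\frac{\delta\Delta}2|T'|\le e(A,T')\le\frac{\Delta|A|}M|T'|+\mu\Delta\sqrt{|A||T'|}\le\frac{\delta\Delta}4|T'|+\mu\Delta\sqrt{|A||T'|}.$$
Hence $\frac\delta4\sqrt{|T'|}\le\mu\sqrt{|A|}$, that is $|T'|\le16\mu^2\delta^{-2}|A|$.

**Conclusion.** After the right half only $T'$ and the corrupted right vertices carry discrepancy, at most $\Delta$ each. Therefore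
$$|\xi'|\le\Delta(|T'|+\zeta_R)\le32\mu^2\delta^{-3}|\xi|+16\mu^2\delta^{-2}\Delta\zeta_L+\Delta\zeta_R .$$
Here $32\mu^2\delta^{-3}\le\frac18$ and $16\mu^2\delta^{-2}\le\delta/16\le1$, and the claim follows. $\square$

## 6. The bare recursion has sublinear distance

Now iterate Section 1. Let $m_0$ have $k$ qubits, let $H_j$ be a sparse matrix with $k_j=k\theta^j$ columns and $k_{j+1}/2$ rows, $\theta\le1/16$, and let every column of every $H_j$ have weight at most $D\ge2$. At level $j$ write $H_jm_j$ into $a_j$, add $H_j^Tb_j$ to $m_j$, put $m_{j+1}=(a_j,b_j)$, and repeat down to a constant-size register $m_L$, which stays bare. The length is $\sum_jk_j\le k/(1-\theta)$, so the rate is excellent.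

The distance, however, is too small, however good the $H_j$ are. Push the logical operator $X_q$ of one qubit $q$ of $m_0$ through the encoder. The register $m_0$ gets $X$-weight 1 and $a_0$ gets $H_0e_q$, of weight at most $D$, where $e_q$ is the unit vector at $q$; $b_0$ carries no $X$. So $m_1$ has $X$-weight at most $D$. Then $a_1$ gets weight at most $D^2$ while $m_1$ is unchanged, and so on. The component on $m_j$ has weight at most $\min(D^j,k\theta^j)$. Let the real number $J$ satisfy $(D/\theta)^J=k$, so that $D^J=k\theta^J=k^\alpha$ with
$$\alpha=\frac{\log D}{\log D+\log(1/\theta)}<1 .$$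
The terms with $j\le J$ sum to at most $2D^J$, and those with $j>J$ to at most $k\theta^J/(1-\theta)\le2k\theta^J$. This operator is a nontrivial logical operator, so $d\le4k^\alpha=o(n)$.

The reason is visible in the bookkeeping. An adversary with $\varepsilon k_0$ errors may spend all of them on the part of the codeword that protects $m_1$, where they form a fraction larger by a factor of about $1/\theta$; and one level down the fraction grows again. To keep the error fraction at $\varepsilon$ on every level, $\varepsilon k_{i-1}$ errors on the protected part must be turned into at most $\varepsilon k_i=\theta\varepsilon k_{i-1}$ errors before level $i$ sees them. We need a constant-depth code that does not correct all errors but *reduces* their number by the factor $\theta$.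

## 7. An error-reducing code of constant depth

**Definition.** The code $R^{(M)}$ has as input $M\Delta/2$ qubits, $\Delta/2$ for each left vertex of $\Gamma_M$. Each left vertex encodes its qubits with the local quantum code with $\ell=\Delta$ and places the $\Delta$ outputs on its edges. Each right vertex then encodes the $\Delta$ qubits on its edges with the local quantum code with $\ell=2\Delta$. The output is $2M\Delta$ qubits.

Here $\Delta\ge64$. The local matrices are products of constantly many CNOTs (Gaussian elimination; a swap is three CNOTs), so $R^{(M)}$ is a CNOT circuit of depth $O_\Delta(1)$ with $O_\Delta(M)$ gates. For an error $e$ on the output, unencoding $R^{(M)}$ gives linear maps: $\mathrm{out}(e)$, the resulting error on the input qubits, and $\mathrm{syn}(e)$, the measured components on all local ancillas.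

**Lemma 3.** There is a Boolean circuit $\mathrm{Dec}$ of depth $O_\Delta(1)$ and size $O_\Delta(M)$ such that, if $|e|\le2^{-12}M\Delta$,
$$|\mathrm{out}(e)+\mathrm{Dec}(\mathrm{syn}(e))|\le2^{18}\mu^2|e|.$$

*Proof.* **Right blocks.** Run the local decoder at every right vertex. It is exact if fewer than $2\Delta/64=\Delta/32$ qubits of the block are erroneous. Let $S$ be the set of right vertices with at least $\Delta/32$ erroneous qubits; then
$$|S|\le\frac{32|e|}\Delta\le32\cdot2^{-12}M=\frac M{128}.$$
Let $E$ be the error on the edge qubits after unencoding the right blocks and $\hat E$ its estimate by the decoders. The discrepancy $E+\hat E$ is supported on edges incident to $S$.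

**Left blocks.** We know the left syndromes of $E$ and can compute those of $\hat E$, so by linearity we know those of $E+\hat E$. Run the left local decoder on them. It is exact at a left vertex where fewer than $\Delta/64$ qubits are discrepant, so it can fail only on the set $T$ of left vertices with at least $\Delta/64$ edges into $S$. By (4) and $|S|\le M/128$,
$$\frac\Delta{64}|T|\le e(T,S)\le\frac\Delta{128}|T|+\mu\Delta\sqrt{|S||T|},$$
so $\sqrt{|T|}\le128\mu\sqrt{|S|}$, that is $|T|\le2^{14}\mu^2|S|$.

**Output.** Over all left blocks, $\mathrm{out}(e)$ is the message part of the unencoded $\hat E$ plus the message part of the unencoded $E+\hat E$. Let $\mathrm{Dec}$ be the first term plus the left decoder outputs. The residual is supported on the $\Delta/2$ input qubits of each vertex of $T$, so its weight is at most $\frac\Delta2|T|\le\frac\Delta2\cdot2^{14}\mu^2\cdot\frac{32|e|}\Delta=2^{18}\mu^2|e|$. $\square$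

## 8. The recursive code

**Constants.** Fix $s\ge2$ and let $\theta=4^{-s}\le\frac1{16}$, $\theta_0=\theta/4$. Pick $\delta\in(0,\frac12)$ with $H_2(\delta)<\theta_0$. Pick $t$ so large that $\Delta=16^t\ge64$, $\theta_0\Delta\in\mathbb N$, $\mu^2\le\delta^3/256$ (for Lemma 2) and $2^{18}\mu^2\le\theta$ (so that Lemma 3 reduces by $\theta$). Pick $\varepsilon>0$ and $\tau\in\mathbb N$ with
$$\varepsilon<\frac1\Delta,\qquad\varepsilon\le\frac\theta{2^{10}},\qquad\varepsilon\le\frac{\delta^2}{32},\qquad 2^\tau\ge32\Delta^3. \tag{5}$$

**Sizes.** For $L\ge1$ and $0\le j\le L$ let $k_j=\Delta4^{s(L-j)}$; thus $k_{j+1}=\theta k_j$ and $k_L=\Delta$. For $j<L$ let $H_j$ be the Tanner matrix on $\Gamma_{M_j}$ with $M_j=k_j/\Delta=(2^{s(L-j)})^2$, a perfect square as needed. It has $k_j$ columns and $2\theta_0k_j=k_{j+1}/2$ rows. For $1\le i\le L$ let $R_i=R^{(M)}$ with $M=4k_i/\Delta=(2\cdot2^{s(L-i)})^2$; its input has $2k_i$ qubits and its output $8k_i$.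

**Codes.** $C_L$ is trivial: its codeword is the register $m_L$, so $n_L=k_L$. For $j<L$, $C_j$ encodes a register $m_j$ of $k_j$ qubits as follows. Take $a_j$ ($k_{j+1}/2$ qubits in $|0\rangle$) and $b_j$ ($k_{j+1}/2$ qubits in $|+\rangle$) and apply
$$\mathcal E_j:\quad\text{first }|m_j,a_j\rangle\mapsto|m_j,a_j+H_jm_j\rangle,\quad\text{then }|m_j,b_j\rangle\mapsto|m_j+H_j^Tb_j,b_j\rangle .$$
Put $m_{j+1}=(a_j,b_j)$, a register of $k_{j+1}$ qubits. Encode it with $C_{j+1}$, pad with $|0\rangle$'s to $2k_{j+1}$ qubits, and apply $R_{j+1}$. The codeword is $m_j$ together with the output of $R_{j+1}$. So $n_j=k_j+8k_{j+1}=(1+8\theta)k_j$ for $j<L$, and the padding is possible because $n_{j+1}\le(1+8\theta)k_{j+1}\le2k_{j+1}$.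

Our code is $C_0$, with $k=k_0=\Delta4^{sL}$ and $n=(1+8\theta)k$. For instance $s=2$ gives $\theta=1/16$ and rate $2/3$; and $1/(1+8\cdot4^{-s})\to1$ as $s\to\infty$, so any $\rho<1$ is reached by a suitable $s$. All gates after preparation are CNOTs, so $C_0$ is CSS; the padding qubits and the local ancillas are typed ancillas in the sense of Section 3. It is explicit, since the graphs and the local codes are.

**Circuits (item 1 of Theorem 1).** The $\mathcal E$'s do not touch any $R$ output, so the whole encoder is
$$U=R_1\cdots R_L\,\mathcal E_{L-1}\cdots\mathcal E_0\qquad\text{(rightmost first)}.$$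
Each half of $\mathcal E_j$ consists of commuting CNOTs between two disjoint registers, forming a bipartite graph of maximum degree $\le\Delta$, since rows and columns of $H_j$ have weight $\le\Delta$. By König's edge-coloring theorem (a bipartite graph of maximum degree $\Delta$ has a proper edge coloring with $\Delta$ colors, found in polynomial time) each half takes $\Delta$ layers. Each $R_i$ has depth $O(1)$ and $O(k_i)$ gates. The total depth is $O(L)=O(\log n)$ and the number of gates is $O(\sum_jk_j)=O(n)$. The same holds for $U^{-1}$, and by Section 3 for syndrome extraction.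

## 9. Downward pass: errors reduced to a fraction $\varepsilon$ on every level

Let $|e|\le\varepsilon k$. By Lemma 1 we only have to compute $\mathrm{msg}(e)$ from $s(e)$. The circuit $U^{-1}$ applies $R_1^{-1},\dots,R_L^{-1},\mathcal E_{L-1}^{-1},\dots,\mathcal E_0^{-1}$ in this order. The local ancillas of $R_i$ are not touched after $R_i^{-1}$, and $a_j,b_j$ are not touched after $\mathcal E_j^{-1}$. So the measured bits are the relevant error components at those moments.

**Step A: estimate the errors through all the $R_i^{-1}$.** Let $y_0=e$ on the qubits of $C_0$. Given $y_{i-1}$ on the qubits of $C_{i-1}$, write $y_{i-1}=(g_{i-1},q_i)$, with $g_{i-1}$ on $m_{i-1}$ and $q_i$ on the output of $R_i$. Let $y_i$ be the restriction of $\mathrm{out}(q_i)$ to the qubits of $C_i$ (the padding is dropped). Finally $g_L=y_L$. The bits $\mathrm{syn}(q_i)$ are part of $s(e)$. The decoder computes $c_0,\dots,c_L$ with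
$$|y_i+c_i|\le\varepsilon k_i\qquad(0\le i\le L). \tag{6}$$
Start with $c_0=0$. Given $c_{i-1}$, let $c'$ be its part on the output of $R_i$ and put $f=q_i+c'$. We do not know $f$, but we know $\mathrm{syn}(f)=\mathrm{syn}(q_i)+\mathrm{syn}(c')$. Let $c_i$ be the restriction of $\mathrm{out}(c')+\mathrm{Dec}(\mathrm{syn}(f))$ to the qubits of $C_i$.

To verify (6), note first, with $M=4k_i/\Delta$,
$$|f|\le|y_{i-1}+c_{i-1}|\le\varepsilon k_{i-1}=\frac{\varepsilon k_i}\theta\le2^{-10}k_i=2^{-12}M\Delta ,$$
so Lemma 3 applies to $f$. Since $\mathrm{out}(q_i)+\mathrm{out}(c')=\mathrm{out}(f)$, the vector $y_i+c_i$ is a restriction of $\mathrm{out}(f)+\mathrm{Dec}(\mathrm{syn}(f))$, and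
$$|y_i+c_i|\le2^{18}\mu^2|f|\le\theta\,\varepsilon k_{i-1}=\varepsilon k_i .$$

This pass has depth $O(L)$ and $O(\sum_ik_i)=O(n)$ gates. Let $\hat g_j(0)$ be the $m_j$-part of $c_j$ for $j<L$. By (6) and $\|\cdot\|\le2|\cdot|$,
$$\|g_j+\hat g_j(0)\|\le2\varepsilon k_j. \tag{7}$$
On the last level $|y_L+c_L|\le\varepsilon k_L=\varepsilon\Delta<1$, so $c_L=y_L=g_L$: the bottom error is known exactly.

**Step B: relations for undoing $\mathcal E_j$.** Just before $\mathcal E_j^{-1}$ the error on $m_j$ is $g_j$, because $m_j$ is not touched by any $R_i$ with $i>j$ nor by any $\mathcal E_i$ with $i>j$. Let $h_L=g_L$. Let $h_{j+1}=(h_{a_j},h_{b_j})$ be the error on $m_{j+1}=(a_j,b_j)$ just before $\mathcal E_j^{-1}$, and $h_j$ the error on $m_j$ just after it. Let $s_j^a,s_j^b$ be the bits measured on $a_j,b_j$. Undo $b_j\to m_j$ first. By (3), the $X$-part on $m_j$ becomes $g_j^X+H_j^Th_{b_j}^X$, and the $Z$-part on $b_j$ becomes $h_{b_j}^Z+H_jg_j^Z$, which is then measured as $s_j^b$. Then undo $m_j\to a_j$. By (2), the $X$-part on $a_j$ becomes $h_{a_j}^X+H_j(g_j^X+H_j^Th_{b_j}^X)=s_j^a$, and the $Z$-part on $m_j$ becomes $g_j^Z+H_j^Th_{a_j}^Z$. Hence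
$$h_j^X=g_j^X+H_j^Th_{b_j}^X,\qquad h_j^Z=g_j^Z+H_j^Th_{a_j}^Z, \tag{8}$$
$$H_jg_j^X=s_j^a+h_{a_j}^X+H_jH_j^Th_{b_j}^X,\qquad H_jg_j^Z=s_j^b+h_{b_j}^Z, \tag{9}$$
and $\mathrm{msg}(e)=h_0$.

Check with Section 1: for $e=X_{b_1}$, $h_b^X=(1,0)$, and (9) gives $Hg^X=(0,1)+(0,0)+(0,1)=0$, so the message qubits were not hit, while (8) gives $h^X=H^T(1,0)^T=(1,1,0)$. Once the ancilla error is known, the ambiguity with $X_{m_3}$ is gone.

## 10. Level by level costs depth of order $\log^2n$

For $L=1$ we are done. Step A gives $h_1=g_1$ exactly, (9) gives the exact syndromes $H_0g_0^P$, $P=X,Z$, and Rounds with $\zeta=0$ starting from $\hat g_0(0)$ shrink the discrepancy by $8$ each time. After $O(\log k_0)$ rounds it is zero, and (8) yields $h_0$.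

For general $L$ the obvious decoder climbs from the bottom: with $h_{j+1}$ exact, run Rounds on level $j$ until $\hat g_j=g_j$, compute $h_j$, go to level $j-1$. This is correct. But by Lemma 2, reaching discrepancy below $1$ on level $j$ from $2\varepsilon k_j$ is guaranteed after about $\log_8(2\varepsilon k_j)=\frac{2s}3(L-j)+O(1)$ rounds. Summed over the levels this is of order $L^2$, that is, a depth bound of order $\log^2n$ where we want $\log n$.

The loss comes from insisting on *exact* knowledge of $h_{j+1}$ before starting level $j$. Lemma 2 does not need it. It tolerates a wrong syndrome, as long as the number $|\zeta|$ of wrong bits is small compared with $k_j$, and it charges only $\Delta|\zeta|$. So let level $j$ start when level $j+1$ has been improved by a constant factor only, and let all levels keep improving together. Starting too early would not do, since Lemma 2 has a hypothesis on $|\zeta|$; a constant delay $\tau$ per level will be enough.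

## 11. The pipelined decoder

**Step C: the algorithm.** Let $T_j=\tau(L-j)$, $\hat h_L(t)=g_L$ for all $t$, and $\hat h_j(0)=0$ for $j<L$. At each step $t=0,1,2,\dots$, simultaneously for all $j<L$:

* $\hat h_j(t+1)$ is given by (8) with $g_j,h_{j+1}$ replaced by $\hat g_j(t),\hat h_{j+1}(t)$;
* let $\sigma_j^X,\sigma_j^Z$ be the right-hand sides of (9) with $h_{j+1}$ replaced by $\hat h_{j+1}(t)$; if $t\ge T_j$, then $\hat g_j^P(t+1)=\mathrm{Round}(\hat g_j^P(t),\sigma_j^P)$ for $P=X,Z$, and if $t<T_j$, then $\hat g_j(t+1)=\hat g_j(t)$.

Put $v_j(t)=\|g_j+\hat g_j(t)\|$ and $u_j(t)=\|h_j+\hat h_j(t)\|$.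

**Claim.** $u_L\equiv0$, and for all $j<L$
$$v_j(T_j+i)\le2\varepsilon k_j2^{-i}\quad(i\ge0),\qquad u_j(T_j+i)\le8\varepsilon k_j2^{-i}\quad(i\ge1). \tag{10}$$

*Proof.* Downward induction on $j$. For $j=L$ we have $u_L\equiv0$, since $g_L=h_L$ is known. Let $j<L$.

**Step D: how good level $j+1$ is when level $j$ uses it.** Since $T_{j+1}=T_j-\tau$, time $T_j+i$ is $T_{j+1}+(\tau+i)$ with $\tau+i\ge1$. By the induction hypothesis, for all $i\ge0$,
$$u_{j+1}(T_j+i)\le8\varepsilon k_{j+1}2^{-\tau-i}\le8\varepsilon k_j2^{-\tau-i}. \tag{11}$$
Let $\zeta^X,\zeta^Z$ be the errors of the syndromes used at step $t$, i.e. $\sigma_j^P=H_jg_j^P+\zeta^P$, and let $\eta=h_{j+1}+\hat h_{j+1}(t)$. By (9), $\zeta^X=\eta_a^X+H_jH_j^T\eta_b^X$ and $\zeta^Z=\eta_b^Z$. Rows and columns of $H_j$ have weight $\le\Delta$, so each of $H_j$ and $H_j^T$ multiplies weights by at most $\Delta$, and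
$$|\zeta^X|+|\zeta^Z|\le\Delta^2u_{j+1}(t). \tag{12}$$

**Step E: the bound on $v_j$.** Up to time $T_j$ the estimate is frozen, so $v_j(T_j)=v_j(0)\le2\varepsilon k_j$ by (7). Suppose the bound holds at $t=T_j+i$. The hypotheses of Lemma 2 (with $\kappa=k_j$) hold for both $P$:
$$|g_j^P+\hat g_j^P(t)|\le2\varepsilon k_j\le\frac{\delta^2k_j}{16},\qquad|\zeta^P|\le\Delta^2\cdot8\varepsilon k_j2^{-\tau}\le\frac{\varepsilon k_j}{4\Delta}\le\frac{\delta k_j}{8\Delta},$$
using $\varepsilon\le\delta^2/32$, then $2^\tau\ge32\Delta^3$, then $2\varepsilon\le\delta$. Adding the conclusions of Lemma 2 for $X$ and $Z$ and using (11) and (12),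
$$v_j(t+1)\le\tfrac18v_j(t)+\Delta^3u_{j+1}(t)\le2\varepsilon k_j2^{-i}\big(\tfrac18+4\Delta^32^{-\tau}\big)\le2\varepsilon k_j2^{-i}\cdot\tfrac14\le2\varepsilon k_j2^{-(i+1)} .$$

**Step F: the bound on $u_j$.** By (8), for $t=T_j+i$ and $i\ge0$,
$$u_j(t+1)\le v_j(t)+\Delta u_{j+1}(t)\le2\varepsilon k_j2^{-i}\big(1+4\Delta2^{-\tau}\big)\le4\varepsilon k_j2^{-i}=8\varepsilon k_j2^{-(i+1)} .\qquad\square$$

**Step G: stopping time and cost.** Since $T_0=\tau L$, at
$$t^*=\tau L+\lceil\log_2(8\varepsilon k_0+1)\rceil+1=O(\log n)$$
we have $u_0(t^*)\le\frac{8\varepsilon k_0}{2(8\varepsilon k_0+1)}<1$. As $u_0$ is an integer, $\hat h_0(t^*)=h_0=\mathrm{msg}(e)$. Each step has depth $O(1)$ and $O(\sum_jk_j)=O(n)$ gates. Within a step each bit is used a bounded number of times; the measured bits, which are needed at every step, are copied forward from step to step, which keeps the fan-out bounded and is included in the $O(n)$. So Step C has depth $O(\log n)$ and $O(n\log n)$ gates. Step A and the conversion of Lemma 1 add depth $O(\log n)$ and $O(n)$ gates.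

**Step H: end of the proof of Theorem 1.** The decoder is correct for all errors of weight $\le\varepsilon k=cn$ with $c=\varepsilon/(1+8\theta)$. By Lemma 1, $d\ge2\lfloor\varepsilon k\rfloor+1\ge\varepsilon k=cn$. The rate is $1/(1+8\cdot4^{-s})\ge\rho$ for $s$ large enough. Item 1 was shown in Section 8. $\blacksquare$

## 12. Codes of every large length

*Proof of Theorem 2(a).* The lengths so far are $n^{(L)}=(1+8\theta)k^{(L)}$ with $k^{(L)}=\Delta\theta^{-L}$, a geometric progression with ratio $1/\theta$. For $n$ large let $L$ be maximal with $n^{(L)}\le\theta n$. Then $n^{(L)}/\theta=n^{(L+1)}>\theta n$, so $n^{(L)}>\theta^2n$. Use $\lfloor n/n^{(L)}\rfloor\le\theta^{-2}$ disjoint copies of the code of length $n^{(L)}$, and let the fewer than $n^{(L)}\le\theta n$ leftover qubits be type-0 ancillas. At least $(1-\theta)n$ qubits lie in copies, so the rate is at least $(1-\theta)/(1+8\theta)$, which is arbitrarily close to $1$ for large $s$. If the error weight is at most $\frac{\varepsilon\theta^2}{1+8\theta}n$, then no block has more than $\frac{\varepsilon n^{(L)}}{1+8\theta}=\varepsilon k^{(L)}$ errors, so decoding the blocks separately finds the message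 part. Costs change by constant factors only, and Lemma 1 gives the correction and $d\ge2\lfloor\frac{\varepsilon\theta^2}{1+8\theta}n\rfloor+1\ge\frac{\varepsilon\theta^2}{1+8\theta}n$. $\blacksquare$

## 13. A sequential decoder in linear time

*Proof of Theorem 2(b).* Sequentially, the level-by-level decoder of Section 10 is the right one; we only must avoid paying $O(k_j)$ for each of the roughly $\log k_j$ rounds.

**Set-up.** Run Step A in $O(n)$ time. For $j=L-1,\dots,0$, with $h_{j+1}$ known exactly, compute the right-hand sides of (9), now exact, and run Rounds for $X$ and for $Z$ from $\hat g_j(0)$. Compute all local residual syndromes once, in $O(k_j)$ time, and keep a list of the left vertices and a list of the right vertices whose current residual syndrome is nonzero (doubly linked, with a pointer from each vertex, so that insertion and deletion cost $O(1)$). In each half-round process only the listed vertices of that side. The others would find $y=0$, so skipping them changes nothing. A visit is one table lookup, an update of the edges at the vertex, and an update of its own residual syndrome and of those of at most $\Delta$ opposite vertices, hence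 $O_\Delta(1)$.

**Counting visits.** Fix $P$. By (7) and (5) the initial discrepancy is at most $2\varepsilon k_j\le\delta^2k_j/16$, so Lemma 2 with $\zeta=0$ applies in every round, and after $i$ rounds the discrepancy is at most $8^{-i}\cdot2\varepsilon k_j$. If it is $D_i$ before a left half-round, then afterwards it is supported on the edges at the left vertices with local discrepancy $\ge\delta\Delta/2$. There are at most $2D_i/(\delta\Delta)$ of these, so it is at most $2D_i/\delta$. A listed vertex has an incident discrepant edge, and vertices on one side have disjoint edge sets. So a left half-round makes at most $D_i$ visits and the following right half-round at most $2D_i/\delta$. The total is $O(\sum_i8^{-i}k_j)=O(k_j)$.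

**Stopping.** Stop when both lists are empty. This happens after at most $O(\log k_j)$ rounds, since the integer discrepancy is $0$ once its bound is below $1$. Conversely, when both lists are empty, further Rounds would change nothing; since Rounds converge to discrepancy $0$, it is already $0$ and $\hat g_j=g_j$. Compute $h_j$ by (8) in $O(k_j)$ time.

The total, including the conversion of Lemma 1, is $O(\sum_jk_j)+O(n)=O(n)$. $\blacksquare$

## 14. Light cones, low-degree polynomials and the lower bounds

*Proof of Theorem 2(c).* Let $\Pi$ be the projector onto the code space. If a Pauli $E$ has weight $<d$, then $\Pi E\Pi\propto\Pi$: either $E$ anticommutes with a stabilizer and $\Pi E\Pi=0$, or it is itself a stabilizer up to phase. Let $F$ be a set of fewer than $d$ code qubits. We need two consequences, instances of the Knill–Laflamme theory.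

* (K1) Orthogonal code states have reduced states of orthogonal support on the qubits outside $F$; in particular they are distinguishable there.
* (K2) The reduced state on $F$ is the same for all code states.

For (K2): the reduced state on $F$ is determined by the expectations of the Paulis supported on $F$, and these are constants of the code. For (K1): let $\psi\perp\varphi$ be code states. For every Pauli $E$ on $F$ we have $\langle\psi|E|\varphi\rangle\propto\langle\psi|\varphi\rangle=0$, and Paulis span, so $\langle\psi|O\otimes I|\varphi\rangle=0$ for every operator $O$ on $F$. Write $\psi,\varphi$ as matrices $\Psi,\Phi$ with rows indexed by a basis of $F$ and columns by a basis of the rest. The condition is $\mathrm{Tr}(O\Phi\Psi^\dagger)=0$ for all $O$, so $\Phi\Psi^\dagger=0$. The reduced states outside $F$ are $\Psi^T\overline\Psi$ and $\Phi^T\overline\Phi$, and their product contains $\overline\Psi\Phi^T=(\Phi\Psi^\dagger)^T=0$.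

**(c1) Encoding.** Let the encoder have depth $t$ and let $F$ be the set of code qubits in the forward light cone of a given message qubit. Each layer multiplies the number of wires in the cone by at most $q$, so $|F|\le q^t$. Every gate in the cone has all its outputs in the cone. Discard all circuit outputs in the cone and remove the cone gates from the last to the first: a trace-preserving gate all of whose outputs are discarded is equivalent to discarding its inputs. In the end the message qubit itself is discarded, so the reduced state on the code qubits outside $F$ does not depend on it. If $|F|<d$, take two product messages that differ only in this qubit, with values $|0\rangle$ and $|1\rangle$. Their codewords are orthogonal but agree outside $F$, contradicting (K1). So $q^t\ge|F|\ge d$. If $d\ge2$, a message qubit entering no gate would have $|F|\le1<d$, the same contradiction. So every message qubit enters a gate, a gate has at most $q$ inputs, and there are at least $k/q$ gates.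

**(c2) Unencoding.** Let the unencoding circuit have depth $t$ and let $F$ be the set of code qubits in the backward light cone of a given output message qubit; $|F|\le q^t$, since gates have at most $q$ inputs. Gates outside the cone can be removed as before, so the state of this output qubit is a function of the reduced state on $F$. If $|F|<d$, then by (K2) it does not depend on the message, a contradiction. So $q^t\ge d$. If $d\ge2$, an output message qubit produced by no gate would have $|F|\le1<d$. So each is an output of some gate, a gate has at most $q$ outputs, and there are at least $k/q$ gates.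

**(c3) Classical decoding.** A light cone is not enough here, because a decoder might use few syndrome bits, each depending on many qubits. Degree handles this, since syndrome bits are linear in the error whatever their weight. Let the decoder $D$ have depth $t$, let $r=q^t\ge1$, and suppose $r\le w$. Each output bit is a function of at most $r$ syndrome bits, so it is a polynomial over $\mathbb F_2$ of degree $\le r$ in them. The syndrome bits are linear in $e=(x,z)\in\mathbb F_2^{2n}$. Let $\mathcal S\subset\mathbb F_2^{2n}$ be the stabilizer and $\mathcal N$ its orthogonal space under the symplectic form $\langle\cdot,\cdot\rangle$. Since $k\ge1$, $\mathcal N\ne\mathcal S=\mathcal N^\perp$, so there are $\lambda,\lambda'\in\mathcal N$ with $\langle\lambda,\lambda'\rangle=1$. Put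
$$P(e)=\langle D(s(e)),\lambda\rangle+\langle e,\lambda\rangle .$$
After replacing squares of variables by the variables, this is a multilinear polynomial of degree $\le r$ in the $2n$ bits of $e$. If $e$ has Hamming weight $\le r$ in $\mathbb F_2^{2n}$, then $|e|\le r\le w$, the decoder is correct, $D(s(e))+e\in\mathcal S$, and therefore $P(e)=0$.

A multilinear polynomial of degree $\le r$ that vanishes at all points of Hamming weight $\le r$ is zero. Otherwise take an inclusion-minimal monomial $\prod_{i\in I}e_i$ occurring in it. Then $|I|\le r$, and at the indicator vector of $I$ this is the only monomial occurring in the polynomial that does not vanish, so the value is $1$, a contradiction.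

So $P\equiv0$. But $\lambda'\in\mathcal N$ gives $s(\lambda')=0=s(0)$, hence $0=P(\lambda')+P(0)=\langle\lambda',\lambda\rangle=1$, a contradiction. Therefore $q^t>w$, that is, $t>\log_qw$. Fan-out was not used, and the generators could be redundant.

For a family with $d=\Omega(n)$, $k=\Omega(n)$ and $w=cn$, these bounds are $\Omega(\log n)$ for the three depths and $\Omega(n)$ for the gate counts of encoding and unencoding, matching Theorem 1 up to constants. $\blacksquare$
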